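# The Strong Energy Inequality for a Rigid Body Moving in a Viscous Fluid

## 1. The Cauchy problem: no body, no boundary

A viscous fluid loses kinetic energy. For a weak solution this is expressed by an inequality, and there are two versions of it. The weaker one compares the energy at time $t$ with the energy at time $0$. The stronger one lets us restart the clock: it compares the energies at times $s$ and $t$, for almost every $s<t$. These notes are about the stronger version for a fluid in which a rigid body moves freely. We begin with the case in which there is no body and the fluid fills $\mathbb R^3$, because there the proof is short and shows what has to be controlled.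

Write $\|\cdot\|$, $(\cdot,\cdot)$ for the norm and inner product of $L^2(\mathbb R^3)$, $B_M=\{|x|<M\}$, and
$$H_0=\{w\in L^2(\mathbb R^3)^3:\operatorname{div}w=0\},\qquad V_0=H_0\cap H^1(\mathbb R^3).$$
The equations are $u_t-\Delta u+u\cdot\nabla u+\nabla\pi=0$, $\operatorname{div}u=0$, $u(0)=u_0\in H_0$. A weak solution is a function $u\in L^\infty(0,\infty;H_0)\cap C_w([0,\infty);H_0)$ with $\nabla u\in L^2(0,\infty;L^2)$ and
$$\int_0^\infty\big[-(u,\varphi_t)+(\nabla u,\nabla\varphi)+(u\cdot\nabla u,\varphi)\big]dt=(u_0,\varphi(0))$$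
for all divergence-free $\varphi\in C_c^\infty([0,\infty)\times\mathbb R^3)$. Here $C_w$ means continuity in time for the weak topology.

**Theorem 0.** For every $u_0\in H_0$ there are a weak solution of the Cauchy problem and a set $G\subset[0,\infty)$ of full measure with $0\in G$ such that
$$\|u(t)\|^2+2\int_s^t\|\nabla u\|^2d\tau\le\|u(s)\|^2\qquad\text{for all }s\in G,\ t>s.\tag{1}$$

We use the following textbook facts, here and later.

- (F1) If $h_n\rightharpoonup h$ weakly in a Hilbert space, then $\|h\|\le\liminf\|h_n\|$. If also $\limsup\|h_n\|\le\|h\|$, then $h_n\to h$ strongly.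
- (F2) $\|f\|_4^2\le C\|f\|^{1/2}\|\nabla f\|^{3/2}$ for $f\in H^1(\mathbb R^3)$.
- (F3) Let $N=(-\Delta)^{-1}$ be convolution with $\Gamma(x)=1/(4\pi|x|)$. The Helmholtz projection $\Pi=I+\nabla\operatorname{div}N$ has Fourier symbol $I-k\otimes k/|k|^2$. It is the orthogonal projection of $L^2(\mathbb R^3)^3$ onto $H_0$, commutes with derivatives and maps $H^1$ to $H^1$. For $W\in H^1$ we have $(I-\Pi)W=\nabla g$ with $g=-\operatorname{div}NW$, and by Plancherel $\|\nabla g\|\le\|W\|$, $\Delta g=\operatorname{div}W$, $\|\nabla^2g\|=\|\operatorname{div}W\|$. If $u\in V_0$, then $(\nabla u,\nabla\nabla g)=0$: on the Fourier side $\hat u\perp k$ and $\widehat{\nabla g}\parallel k$.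
- (F4) If $z\in L^2(\mathbb R^3)^3$ is divergence-free and $p\in H^1(\mathbb R^3)$, then $\int z\cdot\nabla p=0$. If $a$ is bounded, smooth and divergence-free and $f\in W^{1,1}(\mathbb R^3)$, then $\int a\cdot\nabla f=0$. Both hold for $p,f\in C_c^\infty$ and follow by density.
- (F5) (Ehrling) For each ball and each $\varepsilon>0$, $\|d\|^2_{L^2(B_M)}\le\varepsilon\|d\|^2_{H^1(B_M)}+C_\varepsilon\|d\|^2_{H^{-1}(B_M)}$; the embedding $L^2(B_M)\hookrightarrow H^{-1}(B_M)$ is compact.

Two lemmas will serve both the easy case and the general one. In the first, $V\subset H$ are Hilbert spaces with $V$ continuously and densely embedded, and $\langle\cdot,\cdot\rangle$ is the $V'$–$V$ duality extending $\langle\cdot,\cdot\rangle_H$.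

**Lemma 1.** Let $S$ be bounded on $H$ and bounded on $V$, with $\langle u_1,Su_2\rangle_H$ symmetric. If $u\in L^2(0,\mathsf T;V)$ and $u'\in L^2(0,\mathsf T;V')$, then $u\in C([0,\mathsf T];H)$, the function $\langle u,Su\rangle_H$ is absolutely continuous, and $\frac12\frac d{dt}\langle u,Su\rangle_H=\langle u',Su\rangle$.

*Proof.* Continuity in $H$ is the Lions–Magenes lemma. For $u\in C^1([0,\mathsf T];V)$ we have $\frac d{dt}\langle u,Su\rangle_H=\langle u',Su\rangle_H+\langle u,Su'\rangle_H=2\langle u',Su\rangle_H$ by symmetry. Integrate this between two times. Functions in $C^1([0,\mathsf T];V)$ are dense in the space of $u$ considered, which embeds continuously in $C([0,\mathsf T];H)$. Since $S$ is bounded on $H$ the boundary terms converge, and since $S$ is bounded on $V$ the integral $\int\langle u',Su\rangle$ converges. $\square$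

**Lemma 2.** Let $u_n,u:[0,\infty)\to L^2(\mathbb R^3)^3$ be weakly continuous with $u_n(t)\rightharpoonup u(t)$ for every $t$, and suppose that for each $\mathsf T$ the quantities $\sup_{t\le\mathsf T}\|u_n(t)\|$ and $\int_0^{\mathsf T}\|\nabla u_n\|^2dt$ are bounded in $n$.

(a) $\nabla u_n\rightharpoonup\nabla u$ in $L^2((0,\mathsf T)\times\mathbb R^3)$, and $u_n\to u$, $\rho_n*u_n\to u$ strongly in $L^2((0,\mathsf T)\times B_M)$ for all $\mathsf T,M$, where $\rho_n(x)=n^3\rho(nx)$ are standard mollifiers supported in $B_{1/n}$.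

(b) If moreover $\lim_{R\to\infty}\limsup_n\int_0^{\mathsf T}\int_{|x|>R}|u_n|^2dx\,dt=0$ for each $\mathsf T$, then $u_n\to u$ in $L^2(0,\mathsf T;L^2(\mathbb R^3))$ for each $\mathsf T$, and along a subsequence $u_n(s)\to u(s)$ strongly in $L^2(\mathbb R^3)$ for almost every $s$.

*Proof.* (a) For $\Phi\in L^2((0,\mathsf T)\times\mathbb R^3)$, $(u_n(t),\Phi(t))\to(u(t),\Phi(t))$ for a.e. $t$, with an integrable bound, so $u_n\rightharpoonup u$ in $L^2((0,\mathsf T)\times\mathbb R^3)$. The gradients are bounded there, so they converge weakly to $\nabla u$. Put $d_n=u_n-u$. By the compactness in (F5), $\|d_n(t)\|_{H^{-1}(B_M)}\to0$ for every $t$, and by dominated convergence $\int_0^{\mathsf T}\|d_n\|^2_{H^{-1}(B_M)}dt\to0$. Integrating Ehrling's inequality gives $\limsup_n\int_0^{\mathsf T}\|d_n\|^2_{L^2(B_M)}\le C_{\mathsf T}\,\varepsilon$ for every $\varepsilon$, hence local strong convergence. Finally $\|\rho_n*u_n-u\|_{L^2(B_M)}\le\|u_n-u\|_{L^2(B_{M+1})}+\|\rho_n*u-u\|$, and both terms tend to $0$ in $L^2(0,\mathsf T)$.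

(b) By weak lower semicontinuity, $\int_0^{\mathsf T}\int_{|x|>R}|u|^2\le\liminf_n\int_0^{\mathsf T}\int_{|x|>R}|u_n|^2$. So
$$\limsup_n\int_0^{\mathsf T}\|u_n-u\|^2\le\limsup_n\int_0^{\mathsf T}\|u_n-u\|^2_{L^2(B_R)}+4\limsup_n\int_0^{\mathsf T}\int_{|x|>R}|u_n|^2 .$$
The first term on the right is $0$ by (a); let $R\to\infty$. A sequence converging in $L^2(0,\mathsf T;L^2)$ has a subsequence converging in $L^2$ for a.e. $s$; take $\mathsf T=1,2,\dots$ and a diagonal subsequence. $\square$

Why is hypothesis (b) needed at all? Take $f=\operatorname{curl}A\ne0$ with $A\in C_c^\infty$ and let $f_n(x)=f(x-ne_1)$. These fields are divergence-free, vanish on any given ball for large $n$, and $f_n\rightharpoonup0$; but $\|f_n\|=\|f\|$. If approximate solutions looked like this at time $s$, the energy $\|f\|^2$ would be in the approximate balance and missing in the limit, so the inequality starting at $s$ would not pass to the limit. Local compactness does not see this. What must be shown is that no energy escapes to infinity.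

*Proof of Theorem 0.* **Step 1 (approximations with an energy equality).** Write $\bar u=\rho_n*u$. For each $n$ there is $u_n\in C([0,\infty);H_0)\cap L^2_{loc}([0,\infty);V_0)$ with $u_n'\in L^2_{loc}([0,\infty);V_0')$, $u_n(0)=u_0$ and
$$\langle u_n',\varphi\rangle+(\nabla u_n,\nabla\varphi)+\int(\bar u_n\cdot\nabla u_n)\cdot\varphi=0\qquad\text{for all }\varphi\in V_0 .$$
The Galerkin argument is written out in Section 5 (Lemma 4) in the harder situation; deleting there every term that contains $\xi,\omega,\eta,\chi$ and replacing $H,\mathcal V$ by $H_0,V_0$ gives the present claim. (Here $V_0$ is dense in $H_0$ by mollification, and by (F4) the trilinear term equals its antisymmetrized form $\frac12\int[(\bar u\cdot\nabla u)\cdot\varphi-(\bar u\cdot\nabla\varphi)\cdot u]$.) Taking $\varphi=u_n$ and using Lemma 1 with $S=I$,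
$$\|u_n(t)\|^2+2\int_s^t\|\nabla u_n\|^2=\|u_n(s)\|^2\qquad(0\le s\le t).\tag{2}$$
Below, $K$ denotes constants depending only on $\|u_0\|$.

**Step 2 (no energy escapes).** This step bounds the energy far away, uniformly in $n$. Let $\phi\in C^\infty(\mathbb R)$, $0\le\phi\le1$, $\phi(s)=0$ for $s\le1$, $\phi(s)=1$ for $s\ge2$, and $\phi_R(x)=\phi(|x|/R)$, $R\ge1$. The field $\phi_Ru$ is not divergence-free, so we project it: $Su=\Pi(\phi_Ru)$. This $S$ maps $H_0\to H_0$ and $V_0\to V_0$, and $(u_1,Su_2)=(u_1,\phi_Ru_2)$ is symmetric on $H_0$. Drop the index $n$. By Lemma 1, $\frac12\frac d{dt}\int\phi_R|u|^2=\langle u',\Pi(\phi_Ru)\rangle$. Write $\Pi(\phi_Ru)=\phi_Ru-\nabla g$ with $\Delta g=\nabla\phi_R\cdot u$; by (F3), $\|\nabla^2g\|\le CR^{-1}\|u\|$ and $(\nabla u,\nabla\nabla g)=0$. Integrating by parts with (F4),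
$$\tfrac12\tfrac d{dt}\int\phi_R|u|^2=-\int\phi_R|\nabla u|^2+\tfrac12\int\Delta\phi_R|u|^2+\tfrac12\int\bar u\cdot\nabla\phi_R|u|^2-\int(\bar u\cdot\nabla\nabla g)\cdot u .$$
The last three terms are at most $CR^{-2}\|u\|^2+CR^{-1}\|\bar u\|\,\|u\|_4^2+\|\bar u\|_4\|u\|_4\|\nabla^2g\|\le KR^{-1}(1+\|\nabla u\|^2)$, by (F2) and $\|\bar u\|_p\le\|u\|_p$. Integrate in time and use (2):
$$\int_{|x|>2R}|u_n(t)|^2\le\int_{|x|>R}|u_0|^2+K(1+t)R^{-1}.\tag{3}$$

**Step 3 (compactness).** For $\varphi=\rho_j*h$ with $h\in H_0$, $j\ge1$, the derivative of $(u_n,\varphi)$ is at most $\|\nabla u_n\|(\|\nabla\varphi\|+\|u_n\|\,\|\varphi\|_\infty)$, bounded in $L^2(0,\mathsf T)$. Such $\varphi$ are dense in $H_0$. Choose a countable dense set of them; by Ascoli and a diagonal argument a subsequence satisfies $u_n(t)\rightharpoonup u(t)$ for every $t$, locally uniformly in $t$ against each fixed element of $H_0$. So $u\in C_w([0,\infty);H_0)$ and $u(0)=u_0$. By Lemma 2(a) and (2), $\bar u_n\to u$ strongly on bounded sets and $\nabla u_n\rightharpoonup\nabla u$;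 hence $\int(\bar u_n\cdot\nabla u_n)\cdot\varphi\to\int(u\cdot\nabla u)\cdot\varphi$ in time-integrated form for test fields $\varphi$, and $u$ is a weak solution.

**Step 4 (inequality).** By (3), Lemma 2(b) applies, so along a further subsequence $u_n(s)\to u(s)$ strongly for all $s$ in a set $G$ of full measure, and $0\in G$ because $u_n(0)=u_0$. For $s\in G$, $t>s$, weak lower semicontinuity at $t$ and of the dissipation, and strong convergence at $s$, give
$$\|u(t)\|^2+2\int_s^t\|\nabla u\|^2\le\liminf_n\Big(\|u_n(t)\|^2+2\int_s^t\|\nabla u_n\|^2\Big)=\lim_n\|u_n(s)\|^2=\|u(s)\|^2.\qquad\square$$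

Everything hinges on the symmetric operator $S$ of Step 2. Now put a freely moving body in the fluid and ask what changes.

## 2. The body–fluid system and three theorems

Let $\mathcal B\subset\mathbb R^3$ be a closed, bounded rigid body with sufficiently smooth boundary, and $\Omega=\mathbb R^3\setminus\mathcal B$ the region of a fluid of viscosity $1$. In a principal inertial frame attached to the body, with origin at its center of mass, and without external forces or torques, the motion is governed on $(0,\infty)$ by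
$$\begin{cases}u_t-\Delta u=-[(u-V)\cdot\nabla u+\omega\times u]-\nabla\pi,\quad\nabla\cdot u=0&\text{in }\Omega,\\ u=V=\xi(t)+\omega(t)\times x&\text{on }\partial\Omega,\qquad u\to0\ \text{ as }|x|\to\infty,\\ m\dot\xi+m\,\omega\times\xi+\int_{\partial\Omega}\mathbb T(u,\pi)\cdot\nu=0,\\ I\cdot\dot\omega+\omega\times(I\cdot\omega)+\int_{\partial\Omega}x\times\mathbb T(u,\pi)\cdot\nu=0,\\ \xi(0)=\xi_0,\quad\omega(0)=\omega_0,\quad u(0)=u_0.\end{cases}\tag{4}$$
Here $u,\pi$ are the fluid velocity and pressure, $\xi,\omega$ the translational and angular velocities of the body, $m>0$ its mass, $I$ its inertia tensor (diagonal, positive definite), $\nu$ the outer unit normal to $\partial\Omega$, $\mathbb T(u,\pi)=-\pi\mathbb I+2\mathbb D(u)$ and $\mathbb D(u)=\frac12(\nabla u+(\nabla u)^T)$. (The unit matrix is $\mathbb I$, the inertia tensor is $I$; when $I$ stands as an operator next to $\Pi$ or $S$ it is the identity.)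

For a smooth decaying solution the energy balance is quickly found. Multiply the first equation by $u$. The convective term integrates to $0$ because $u-V$ is divergence-free and vanishes on $\partial\Omega$; $(\omega\times u)\cdot u=0$; and $\int_\Omega\operatorname{div}\mathbb T\cdot u=\int_{\partial\Omega}u\cdot\mathbb T\nu-2\|\mathbb D(u)\|^2_{L^2(\Omega)}$. On $\partial\Omega$, $u=\xi+\omega\times x$, so the boundary term is $\xi\cdot\int\mathbb T\nu+\omega\cdot\int x\times\mathbb T\nu=-\frac12\frac d{dt}(m|\xi|^2+I\omega\cdot\omega)$. Hence $\frac d{dt}E+4\|\mathbb D(u)\|_{L^2(\Omega)}^2=0$, where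
$$E(t):=\|u(t)\|_{L^2(\Omega)}^2+m|\xi(t)|^2+(I\omega(t))\cdot\omega(t).$$

**Definition (admissible data).** $u_0\in L^2(\Omega)$ with $\nabla\cdot u_0=0$ weakly, $\xi_0,\omega_0\in\mathbb R^3$, and $u_0\cdot\nu=(\xi_0+\omega_0\times x)\cdot\nu$ on $\partial\Omega$ in the sense of normal traces.

**Definition (weak solution).** A triple $(u,\xi,\omega)$ with $u\in L^\infty(0,\infty;L^2(\Omega))\cap C_w([0,\infty);L^2(\Omega))$, $\nabla u\in L^2(0,\infty;L^2(\Omega))$, $\xi,\omega\in L^\infty(0,\infty;\mathbb R^3)\cap C([0,\infty);\mathbb R^3)$, such that for a.e. $t$ we have $\nabla\cdot u(t)=0$ weakly and $u(t)=\xi(t)+\omega(t)\times x$ on $\partial\Omega$ as traces, and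
$$\int_0^\infty\Big[-(u,\varphi_t)_\Omega-m\,\xi\cdot\dot\eta-(I\omega)\cdot\dot\chi+2(\mathbb D(u),\mathbb D(\varphi))_\Omega+((u-V)\cdot\nabla u+\omega\times u,\varphi)_\Omega+m(\omega\times\xi)\cdot\eta+(\omega\times I\omega)\cdot\chi\Big]dt$$
$$=(u_0,\varphi(0))_\Omega+m\,\xi_0\cdot\eta(0)+(I\omega_0)\cdot\chi(0)\tag{5}$$
for every test field: $\varphi$ smooth, divergence-free, with compact support in $[0,\infty)\times\overline\Omega$, and $\varphi=\eta(t)+\chi(t)\times x$ on $\partial\Omega$ with smooth $\eta,\chi:[0,\infty)\to\mathbb R^3$.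

For every admissible datum there exists a weak solution with the energy inequality of Hopf type, that is, with $s=0$. The problem is taken from Paolo Maremonti and Filippo Palma, "On the interaction between a rigid-body and a viscous-fluid: existence of a weak solution and a suitable Théorème de Structure", arXiv:2602.11787 (2026), according to which the construction of a weak solution of (4) with an energy inequality in the strong form seems still out of reach. We prove that such a weak solution exists for every admissible datum.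

Throughout, $\mathcal B$ is the closure of its nonempty interior, $\partial\Omega$ is Lipschitz (or smoother), and $\mathcal B\subset B_{R_0}$.

**Theorem 1.** For every admissible $(u_0,\xi_0,\omega_0)$ there are a weak solution of (4) and a set $G\subset[0,\infty)$ of full measure with $0\in G$ such that
$$E(t)+4\int_s^t\|\mathbb D(u)\|_{L^2(\Omega)}^2d\tau\le E(s)\qquad\text{for all }s\in G\text{ and all }t>s.\tag{6}$$
Moreover, for all $t\ge0$ and $R\ge4R_0$,
$$\int_{|x|>2R}|u(t)|^2dx\le4\int_{|x|>R}|u_0|^2dx+K(1+t)R^{-1/2},\tag{7}$$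
with $K$ depending only on $\mathcal B,m,I,R_0$ and $E(0)$.

**Theorem 2 (forces and torques).** Let $f\in L^1_{loc}([0,\infty);L^2(\Omega))$ and $F,M\in L^1_{loc}([0,\infty);\mathbb R^3)$, and add $\int_0^\infty[(f,\varphi)_\Omega+F\cdot\eta+M\cdot\chi]dt$ to the right side of (5). Then, for every admissible datum, there is a weak solution (with the bounds of the definition on finite time intervals) such that, for a.a. $s\ge0$, for $s=0$, and all $t>s$,
$$E(t)+4\int_s^t\|\mathbb D(u)\|_{L^2(\Omega)}^2d\tau\le E(s)+2\int_s^t\big[(f,u)_\Omega+F\cdot\xi+M\cdot\omega\big]d\tau,$$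
and $\lim_{R\to\infty}\sup_{t\le\mathsf T}\int_{|x|>R}|u(t)|^2=0$ for every $\mathsf T$.

**Theorem 3 (characterization of admissible $s$).** Let $(u,\xi,\omega)$ be any weak solution of (4) satisfying the strong energy inequality (for all $t>0$, for a.a. $s\in(0,t)$, and for $s=0$). The set of all $s\ge0$ for which the inequality holds for every $t>s$ is exactly the set of times at which $u:[0,\infty)\to L^2(\Omega)$ is strongly right-continuous. In particular it contains $0$ and has null complement. Moreover $E$ coincides a.e. with a nonincreasing function.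

## 3. One divergence-free field on all of $\mathbb R^3$

Body and fluid together can be described by a single field on $\mathbb R^3$: extend $u$ into $\mathcal B$ by the rigid velocity. Let
$$H=\{w\in L^2(\mathbb R^3)^3:\operatorname{div}w=0\text{ in }\mathbb R^3,\ w=\xi_w+\omega_w\times x\text{ on }\mathcal B\},\qquad\mathcal V=H\cap H^1(\mathbb R^3),$$
$$\langle u,w\rangle_H=(u,w)_\Omega+m\,\xi_u\cdot\xi_w+(I\omega_u)\cdot\omega_w .$$
Since $\mathcal B$ has interior, $\xi_w,\omega_w$ are determined by $w$. A triple with $u\in L^2(\Omega)$, $\operatorname{div}u=0$, $u\cdot\nu=(\xi+\omega\times x)\cdot\nu$ on $\partial\Omega$ is the same thing as an element of $H$: the extended field is divergence-free across $\partial\Omega$ exactly when the normal traces match. If $u\in H^1(\Omega)$ and the full traces match, it is the same thing as an element of $\mathcal V$. We always use this extension. Then $E=\|u\|_H^2$. The space $H$ is closed in $L^2(\mathbb R^3)$, because the rigid fields on $\mathcal B$ form a finite-dimensional space.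 Since $\int_{\mathcal B}|\xi+\omega\times x|^2$ is a positive definite quadratic form in $(\xi,\omega)$, as is $m|\xi|^2+I\omega\cdot\omega$, the norms $\|\cdot\|_H$ and $\|\cdot\|$ are equivalent on $H$, and $u\mapsto\xi_u,\omega_u$ are bounded on $H$.

For $u,\varphi\in\mathcal V$ we have $\mathbb D(u)=0$ on $\mathcal B$, and $\int_{\mathbb R^3}\partial_iu_j\,\partial_j\varphi_i=\int\operatorname{div}u\operatorname{div}\varphi=0$. Since $2\,\mathbb D(u):\mathbb D(\varphi)=\nabla u:\nabla\varphi+\partial_iu_j\partial_j\varphi_i$,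
$$2(\mathbb D(u),\mathbb D(\varphi))_\Omega=(\nabla u,\nabla\varphi),\qquad4\|\mathbb D(u)\|^2_{L^2(\Omega)}=2\|\nabla u\|^2.\tag{8}$$
Note that the right sides are integrals over $\mathbb R^3$, body included.

*Example (rotating ball).* Let $\mathcal B=\overline{B_1}$ and $u=\omega\times x\,|x|^{-3}$ outside, $\omega\times x$ inside. This is in $\mathcal V$. Let us check (8). With $f(r)=r^{-3}$, outside $\mathcal B$ we have $|\mathbb D(u)|^2=\frac12f'^2|\omega\times x|^2$, and the spherical mean of $|\omega\times x|^2$ is $\frac23|\omega|^2r^2$. So $4\|\mathbb D(u)\|^2_{L^2(\Omega)}=4\cdot\frac92\cdot\frac23|\omega|^2\cdot4\pi\int_1^\infty r^{-8}r^2r^2dr=16\pi|\omega|^2$. On the other side, $|\nabla u|^2=2|\omega|^2$ in $\mathcal B$, contributing $\frac{8\pi}3|\omega|^2$; outside, $|\nabla u|^2=2f^2|\omega|^2+(2ff'/r+f'^2)|\omega\times x|^2$, with spherical mean $(2r^{-6}+3r^{-8}\cdot\frac23r^2)|\omega|^2=4r^{-6}|\omega|^2$, contributing $\frac{16\pi}3|\omega|^2$. So $2\|\nabla u\|^2=16\pi|\omega|^2$ as well.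

*Example (in $H$, not in $\mathcal V$).* Let $\mathcal B=\overline{B_1}$, $u=e$ inside and $u=\nabla q$ with $q=-\frac12\,e\cdot x/|x|^3$ outside, $|e|=1$. At $r=1$ the normal component is $\partial_rq=e\cdot x$, which matches, so $u\in H$. But $\nabla q=-\frac12e+\frac32(e\cdot x)x$ there has tangential part $-\frac12e_{\tan}\ne e_{\tan}$, so $u\notin H^1(\mathbb R^3)$.

**Lemma 3.** $\mathcal D=\{\varphi\in C_c^\infty(\mathbb R^3)^3:\operatorname{div}\varphi=0,\ \varphi\text{ rigid near }\mathcal B\}$ is dense in $H$. Hence $\mathcal V$ is dense in $H$.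

*Proof.* Let $u\in H$ be $\langle\cdot,\cdot\rangle_H$-orthogonal to $\mathcal D$; we show $u=0$. Testing with divergence-free $\varphi\in C_c^\infty(\Omega)$ gives $u=\nabla q$ in $\Omega$, with $q\in H^1_{loc}(\overline\Omega)$. Next we remove the rigid part. Let $\zeta\in C_c^\infty$, $\zeta=1$ near $\mathcal B$, and $\varphi=\operatorname{curl}\big(\zeta[\frac12\xi_u\times x-\frac12|x|^2\omega_u]\big)$. Since $\operatorname{curl}(\xi\times x)=2\xi$ and $\operatorname{curl}(|x|^2\omega)=2x\times\omega$, $\varphi=\xi_u+\omega_u\times x$ near $\mathcal B$, so $\varphi\in\mathcal D$. Put $z=u-\varphi$; it is in $L^2(\mathbb R^3)$, divergence-free and $0$ on $\mathcal B$. As $\langle u,\varphi\rangle_H=0$,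
$$\|u\|_H^2=\langle u,z\rangle_H=\int_\Omega\nabla q\cdot z .$$
To see that this vanishes, let $\zeta_M$ be smooth cut-offs, $\zeta_M=1$ on $B_M$, $\zeta_M=0$ off $B_{2M}$, $|\nabla\zeta_M|\le C/M$, with $M>R_0$, and $c_M$ the mean of $q$ over $A_M=B_{2M}\setminus B_M$. The function $\zeta_M(q-c_M)$ extends from $\Omega$ to an element of $H^1(\mathbb R^3)$, and $z=0$ on $\mathcal B$, so $\int_\Omega z\cdot\nabla(\zeta_M(q-c_M))=0$ by (F4). Hence, with Poincaré's inequality on $A_M$ (constant $CM$),
$$\Big|\int_\Omega\zeta_M\nabla q\cdot z\Big|=\Big|\int(q-c_M)\nabla\zeta_M\cdot z\Big|\le CM^{-1}\|z\|\,\|q-c_M\|_{L^2(A_M)}\le C\|z\|\,\|\nabla q\|_{L^2(A_M)}\to0 .$$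
The left side tends to $|\int_\Omega\nabla q\cdot z|=\|u\|_H^2$. $\square$

## 4. What the body does to the test field $\Pi(\phi_Ru)$

Try to repeat Step 2 of Section 1. The test fields must now be rigid on $\mathcal B$. The field $\Pi(\phi_Ru)=\phi_Ru-\nabla g$ equals $-\nabla g$ on $B_R\supset\mathcal B$, where $g$ is harmonic. If $\nabla g=\eta+\chi\times x$ on $\mathcal B$, then $0=\operatorname{curl}\nabla g=2\chi$, so $\nabla g$ is constant on the interior of $\mathcal B$ and, by analyticity, on $B_R$. Nothing in the problem forces this. So $\Pi(\phi_Ru)$ is not an admissible test field, and this is the exact point where the whole-space argument stops. One could instead multiply the equation by $\phi_Ru$ and keep the pressure. Then the term $\int\pi\,u\cdot\nabla\phi_R$ appears. In $\mathbb R^3$ the pressure of Section 1 is $\partial_i\partial_jN(\bar u_iu_j)$, but with a body it also carries boundary data on $\partial\Omega$ involving $u_t$ and second derivatives of $u$, about which the energy bounds do not speak.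

The defect is small, however: since $\phi_Ru$ lives in $|x|\ge R$, $\nabla g$ is small on $\mathcal B$. So we look for an operator that acts like $\Pi$ far away but produces fields vanishing near the body. Multiplying $\Pi W$ by a cut-off $\psi$ destroys $\operatorname{div}=0$. But $\Pi=\operatorname{curl}\operatorname{curl}N$, because $\operatorname{curl}\operatorname{curl}=-\Delta+\nabla\operatorname{div}$. Put the cut-off between the two curls:
$$TW=\operatorname{curl}(\psi\operatorname{curl}NW).$$
This is a curl, hence divergence-free, and it vanishes where $\psi=0$. To obtain the time derivative of a quadratic form we also need symmetry. For any bounded $T:L^2\to H$ whose values vanish on $\mathcal B$, the operator $S=T\phi_RT^*$ has it. For $\psi\equiv1$ we recover $S=\Pi\phi_R\Pi$ of Section 1.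

The second difficulty is the growing coefficient $\beta=\omega\times x$ in $V$. Radial cut-offs see none of it: $\beta\cdot\nabla\phi_R=0$. But the term $\int(\beta\cdot\nabla\nabla g)\cdot u$ with $\|\nabla^2g\|\le CR^{-1}\|u\|$ and $|\beta|\le|\omega||x|$ is estimated directly only by a quantity of order one from the region $|x|\sim R$, and with no bound at all for large $|x|$. What helps is the identity
$$(\beta\cdot\nabla\nabla g)\cdot u+(\omega\times u)\cdot\nabla g=u\cdot\nabla(\beta\cdot\nabla g),\tag{9}$$
which holds because $u_j\partial_j\beta=\omega\times u$. The right side integrates to zero against a divergence-free $u$, provided that no cut-off intervenes.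

The third difficulty is that in the approximate problems one must cut off $\beta$ to have bounded coefficients. With a radial cut-off $\theta$ put on both terms on the left of (9), the integral becomes $-\int(u\cdot\nabla\theta)(\beta\cdot\nabla g)$, which is at most $|\omega|\sup|r\theta'(r)|\,\|u\|\|\nabla g\|$. For a cut-off $\Theta(r/n)$ the supremum of $|r\theta'|$ does not depend on $n$, and the bound does not tend to $0$. A cut-off in $\log r$ makes it as small as we like. This is the reason for the following choice.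

## 5. Approximate problems with logarithmically cut rotation

Let $\theta_n(r)=\Theta(n^{-1}\log(r/n))$, with $\Theta$ smooth nonincreasing, $\Theta=1$ on $(-\infty,0]$, $\Theta=0$ on $[2,\infty)$, $|\Theta'|\le1$. So $\theta_n=1$ for $r\le n$, $\theta_n=0$ for $r\ge ne^{2n}$, and
$$|r\theta_n'(r)|=n^{-1}|\Theta'|\le1/n.\tag{10}$$
Take $n\ge4R_0$. For $u\in H$ put
$$a_n[u]=\rho_n*u-\xi_u-\theta_n(|x|)\,\omega_u\times x .$$
It is smooth, bounded by $\|a_n[u]\|_\infty\le C_n\|u\|_H$, and divergence-free on $\mathbb R^3$ because $\nabla\theta_n\cdot(\omega_u\times x)=0$. It does not vanish on $\partial\Omega$, so we antisymmetrize the convective term by hand: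
$$b(a,u,\varphi)=\tfrac12\int_\Omega\big[(a\cdot\nabla u)\cdot\varphi-(a\cdot\nabla\varphi)\cdot u\big]dx,\qquad b(a,u,u)=0 .$$

**Problem $(A_n)$.** Find $u$ with $u(0)=u_0$ (extended) and, for a.e. $t$ and all $\varphi\in\mathcal V$, $\varphi=\eta+\chi\times x$ on $\mathcal B$,
$$\langle u',\varphi\rangle+(\nabla u,\nabla\varphi)+b(a_n[u],u,\varphi)+(\theta_n\omega\times u,\varphi)_\Omega+m(\omega\times\xi)\cdot\eta+(\omega\times I\omega)\cdot\chi=0.\tag{11}$$
Here $\langle\cdot,\cdot\rangle$ is the $\mathcal V'$–$\mathcal V$ duality extending $\langle\cdot,\cdot\rangle_H$.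

**Lemma 4.** $(A_n)$ has a solution $u_n\in C([0,\infty);H)\cap L^2_{loc}([0,\infty);\mathcal V)$ with $u_n'\in L^2_{loc}([0,\infty);\mathcal V')$, and for all $0\le s\le t$
$$\|u_n(t)\|_H^2+2\int_s^t\|\nabla u_n\|^2d\tau=\|u_n(s)\|_H^2.\tag{12}$$

*Proof.* **Step 1 (finite-dimensional problems).** Let $\{w_j\}\subset\mathcal V$ be linearly independent with span dense in $\mathcal V$, hence in $H$ by Lemma 3. Seek $u^k=\sum_{j\le k}c_j(t)w_j$ satisfying (11) for $\varphi=w_1,\dots,w_k$, with $u^k(0)$ the $H$-orthogonal projection of $u_0$ on $\operatorname{span}\{w_1,\dots,w_k\}$; then $u^k(0)\to u_0$ in $H$. The Gram matrix $\langle w_i,w_j\rangle_H$ is invertible, so this is an ODE for $c$ with polynomial, hence locally Lipschitz, right side.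

**Step 2 (bounds).** Take $\varphi=u^k$. Since $b(a,u,u)=0$, $(\omega\times u)\cdot u=0$, $(\omega\times\xi)\cdot\xi=0$ and $(\omega\times I\omega)\cdot\omega=0$,
$$\|u^k(t)\|_H^2+2\int_0^t\|\nabla u^k\|^2=\|u^k(0)\|_H^2\le\|u_0\|_H^2 .$$
So $u^k$ is global and bounded in $L^\infty(0,\infty;H)$, and $\nabla u^k$ is bounded in $L^2(0,\infty;L^2)$.

**Step 3 (a weak limit at every time).** For fixed $j$ and $k\ge j$, $|\frac d{dt}\langle u^k,w_j\rangle_H|\le C_{n,j}(1+\|\nabla u^k\|)$ is bounded in $L^2(0,\mathsf T)$. By Ascoli and a diagonal argument, a subsequence of $\langle u^k(t),w_j\rangle_H$ converges locally uniformly for every $j$. By density and boundedness, $u^k(t)\rightharpoonup u(t)$ weakly in $H$ for every $t$, and also $u^k\rightharpoonup u$ weakly in $L^2(0,\mathsf T;\mathcal V)$.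

**Step 4 (passing to the limit).** Bounded linear functionals of $u^k(t)$ converge: $\xi^k(t)\to\xi(t)$, $\omega^k(t)\to\omega(t)$ and $(\rho_n*u^k)(t,x)\to(\rho_n*u)(t,x)$. So $a_n[u^k]\to a_n[u]$ pointwise and boundedly. By dominated convergence, $a_n[u^k]\otimes w_j$ and $a_n[u^k]\cdot\nabla w_j$ converge strongly in $L^2((0,\mathsf T)\times\Omega)$, while $\nabla u^k$ and $u^k$ converge weakly. Likewise $\theta_n\omega^k\times u^k$ tested with $w_j$ converges, and so do the terms quadratic in $\xi^k,\omega^k$. Thus $\langle u(t),w_j\rangle_H-\langle u_0,w_j\rangle_H$ equals minus the time integral of the remaining terms of (11). Since $|b(a_n[u],u,\varphi)|\le C_n\|u\|_H\|u\|_{H^1}\|\varphi\|_{H^1}$, those terms define an element of $L^2(0,\mathsf T;\mathcal V')$. By density (11) holds for all $\varphi\in\mathcal V$, and $u'\in L^2(0,\mathsf T;\mathcal V')$.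

**Step 5 (energy equality).** By Lemma 1 with $S$ the identity, $u\in C([0,\mathsf T];H)$ and $\frac d{dt}\|u\|_H^2=2\langle u',u\rangle=-2\|\nabla u\|^2$, the other terms vanishing as in Step 2. $\square$

From now on $C$ depends only on $\mathcal B,m,I,R_0$ and the fixed cut-offs, and $K$ in addition on $E(0)$; neither depends on $n,R,t$. From (12),
$$\|u_n(t)\|+|\xi_n(t)|+|\omega_n(t)|\le K,\qquad\int_0^\infty\|\nabla u_n\|^2dt\le K.\tag{13}$$

## 6. The operator $T=\operatorname{curl}\psi\operatorname{curl}N$ and its adjoint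

Let $\psi\in C^\infty$ be radial, $\psi=0$ for $|x|\le R_0$, $\psi=1$ for $|x|\ge2R_0$. The kernel of $\operatorname{curl}N$ is bounded by $|x-y|^{-2}/4\pi$, so by Hardy–Littlewood–Sobolev $\operatorname{curl}N:L^2\to L^6$ and $L^{6/5}\to L^2$. By Plancherel $\|\nabla\operatorname{curl}NW\|\le C\|W\|$. For $W\in L^2(\mathbb R^3)^3$ set
$$TW=\operatorname{curl}(\psi\operatorname{curl}NW)=\psi\,\Pi W+\nabla\psi\times\operatorname{curl}NW.\tag{14}$$

*Example.* If $W=\operatorname{curl}A$ with $A\in C_c^\infty$ divergence-free, then $\operatorname{curl}NW=\operatorname{curl}\operatorname{curl}NA=\Pi A=A$, so $TW=\operatorname{curl}(\psi A)$: the operator cuts the vector potential. If $A$ is supported in $|x|\ge2R_0$, then $TW=W$. If $W=\nabla p$ with $p\in C_c^\infty$, then $\operatorname{curl}NW=0$ and $TW=0$.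

**Lemma 5.** $T:L^2(\mathbb R^3)^3\to H$ and $T:H^1\to\mathcal V$ are bounded, and $TW=0$ on $B_{R_0}\supset\mathcal B$. The $L^2(\mathbb R^3)$-adjoint is
$$T^*u=\Pi(\psi u)-\operatorname{curl}N(\nabla\psi\times u).$$
It is bounded on $L^2$, maps $H^1$ boundedly into $H^1$, and $\operatorname{div}T^*u=0$.

*Proof.* In (14), $\|\psi\Pi W\|\le C\|W\|$, and $\nabla\psi$ is bounded with compact support, so $\|\nabla\psi\times\operatorname{curl}NW\|\le C\|\operatorname{curl}NW\|_6\le C\|W\|$. The field is a curl, and it vanishes with $\psi$; so $TW\in H$ with zero rigid part. If $W\in H^1$, then $\psi\Pi W\in H^1$, and $\nabla\psi\times\operatorname{curl}NW\in H^1$ by the bound on $\nabla\operatorname{curl}NW$. For the adjoint, $\Pi$ is symmetric, and $(\nabla\psi\times A)\cdot u=-A\cdot(\nabla\psi\times u)$. The operator $\operatorname{curl}N$ is symmetric between $L^2$ and $L^{6/5}$: for $h\in L^{6/5}$,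
$$\iint\big[\nabla_x\Gamma(x-y)\times W(y)\big]\cdot h(x)\,dx\,dy=\iint W(y)\cdot\big[\nabla_y\Gamma(y-x)\times h(x)\big]dx\,dy,$$
absolutely convergent by Hardy–Littlewood–Sobolev. With $h=\nabla\psi\times u$ (compact support, hence in $L^{6/5}$) the formula follows. Boundedness on $L^2$ is clear. If $u\in H^1$, then $\Pi(\psi u)\in H^1$; the second term is in $L^2$ with gradient bounded by $C\|\nabla\psi\times u\|$. Both terms are divergence-free. $\square$

The next lemma says that far from the body $T^*u$ differs from $u$ only by a decaying harmonic field.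

**Lemma 6.** Let $u\in H$, $v=T^*u$. For $|x|>2R_0$ we have $u=v+w$ with
$$w=-\nabla N(\nabla\psi\cdot u)+\operatorname{curl}N(\nabla\psi\times u),$$
harmonic in $|x|>2R_0$, and $|D^kw(x)|\le C_k|x|^{-2-k}\|u\|$ for $|x|\ge4R_0$. In particular, for $R\ge4R_0$,
$$\|w\|_{L^2(|x|>R)}+\||x|\nabla w\|_{L^2(|x|>R)}\le CR^{-1/2}\|u\|,\quad\|\nabla w\|_{L^2(|x|>R)}\le CR^{-3/2}\|u\|,\quad\|w\|_{L^4(|x|>R)}\le C\|u\|.\tag{15}$$

*Proof.* Since $\operatorname{div}u=0$, $\operatorname{div}(\psi u)=\nabla\psi\cdot u$ and $\Pi(\psi u)=\psi u+\nabla N(\nabla\psi\cdot u)$. Hence $v=\psi u-w$, and $\psi=1$ for $|x|>2R_0$. The sources live in $R_0\le|y|\le2R_0$, which gives harmonicity. For $|x|\ge4R_0$ and $|y|\le2R_0$ we have $|x-y|\ge|x|/2$, so the kernels of $D^kw$ are at most $C_k|x|^{-2-k}$, and $\|\nabla\psi\|_\infty\|u\|_{L^1(B_{2R_0})}\le C\|u\|$. Then (15) follows by integrating $r^{-4}r^2$, $r^{-6}r^2$, $r^{-8}r^2$ over $r>R$. $\square$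

With $\phi_R$ as in Section 1 and $R\ge4R_0$, for $u\in\mathcal V$ let $W=\phi_Rv\in H^1$ and $\nabla g=(I-\Pi)W$. As $\operatorname{div}v=0$, (F3) gives $\Delta g=\operatorname{div}W=\nabla\phi_R\cdot v$ and
$$\|\nabla g\|\le\|W\|\le C\|u\|,\qquad\|\nabla^2g\|\le\|\nabla\phi_R\cdot v\|\le CR^{-1}\|u\|.\tag{16}$$

**Lemma 7.** $TW=W-\nabla g+Z$ with $Z=(1-\psi)\nabla g+\nabla\psi\times\operatorname{curl}NW\in H^1$, $\operatorname{supp}Z\subset\overline{B_{2R_0}}$, and
$$\|Z\|_{W^{1,\infty}}\le CR^{-1/2}\|u\|.\tag{17}$$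

*Proof.* $\psi=1$ on $\operatorname{supp}W$, so $\psi\Pi W=\psi(W-\nabla g)=W-\nabla g+(1-\psi)\nabla g$; insert this in (14). The support is clear, and $Z\in H^1$ since $TW,W,\nabla g\in H^1$. As $W$ lives in $|y|\ge R\ge4R_0$, for $|x|\le2R_0$ we have $|x-y|\ge|y|/2$; since $\nabla g=-\nabla\operatorname{div}NW$,
$$|D^k\nabla g(x)|\le C_k\int_{|y|\ge R}|y|^{-3-k}|W|\,dy,\qquad|D^k\operatorname{curl}NW(x)|\le C_k\int_{|y|\ge R}|y|^{-2-k}|W|\,dy .$$
By Cauchy–Schwarz the first is at most $CR^{-3/2-k}\|W\|$ and the second $CR^{-1/2-k}\|W\|$. Use $k=0,1$ and $R\ge4R_0$. $\square$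

## 7. The uniform tail estimate

**Proposition 8.** For all $n\ge4R_0$, $R\ge4R_0$, $t\ge0$,
$$\int_{|x|>2R}|u_n(t)|^2\le4\int_{|x|>R}|u_0|^2+K(1+t)\big(R^{-1/2}+\tfrac1n\big).\tag{18}$$

*Proof.* Drop $n$; write $\bar u=\rho_n*u$, $\theta=\theta_n$, $\beta=\omega\times x$, $a=\bar u-\xi-\theta\beta$, and $v,w,W,g,Z$ as in Section 6 for $u=u_n(t)$.

**Step 1 (the identity).** This step replaces the time derivative by integrals without pressure. The operator $S=T\phi_RT^*$ is bounded $H\to H$ and $\mathcal V\to\mathcal V$ by Lemma 5. Since fields in the range of $T$ vanish on $\mathcal B$, $\langle u_1,Su_2\rangle_H=(u_1,T\phi_RT^*u_2)=(T^*u_1,\phi_RT^*u_2)$ is symmetric, and $\langle u,Su\rangle_H=\int\phi_R|v|^2$. By Lemma 1,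
$$\tfrac12\tfrac d{dt}\int\phi_R|v|^2=\langle u',TW\rangle .$$
Take $\varphi=TW$ in (11); then $\eta=\chi=0$ and the integrals over $\Omega$ are integrals over $\mathbb R^3$. Since $u\cdot TW\in W^{1,1}(\mathbb R^3)$, (F4) gives $\int(a\cdot\nabla u)\cdot TW=-\int(a\cdot\nabla TW)\cdot u$, so $b(a,u,TW)=-\int(a\cdot\nabla TW)\cdot u$. By Lemma 7,
$$\tfrac12\tfrac d{dt}\int\phi_R|v|^2=\mathcal L(W)-\mathcal L(\nabla g)+\mathcal L(Z),\qquad\mathcal L(Y):=-(\nabla u,\nabla Y)+\int(a\cdot\nabla Y)\cdot u-\int\theta(\omega\times u)\cdot Y.\tag{19}$$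
All integrals are over $\mathbb R^3$. Each piece is well defined, as $W,\nabla g,Z\in H^1$ and $a$ is bounded.

**Step 2 (the piece near the body).** $Z$ is supported in $\overline{B_{2R_0}}$, and $\|a\|_{L^2(B_{2R_0})}\le\|u\|+C|\xi|+C|\omega|\le K$. So by (17) and (13), $|\mathcal L(Z)|\le KR^{-1/2}(1+\|\nabla u\|)$.

**Step 3 (the gradient piece).** This is where (9) and the slow cut-off act.

The viscous term vanishes: $(\nabla u,\nabla\nabla g)=0$ by (F3).

For the fluid velocity, $|\int(\bar u\cdot\nabla\nabla g)\cdot u|\le\|\bar u\|_4\|u\|_4\|\nabla^2g\|\le\|u\|_4^2\|\nabla^2g\|\le KR^{-1}\|\nabla u\|^{3/2}$, by (F2) and (16).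

For the translation, $\int(\xi\cdot\nabla\nabla g)\cdot u=\int u\cdot\nabla(\xi\cdot\nabla g)=0$ by (F4), as $\xi\cdot\nabla g\in H^1$.

For the rotation, (9) gives
$$-\int\theta(\beta\cdot\nabla\nabla g)\cdot u-\int\theta(\omega\times u)\cdot\nabla g=-\int\theta\,u\cdot\nabla(\beta\cdot\nabla g)=\int(u\cdot\nabla\theta)(\beta\cdot\nabla g).$$
The last equality is $\int u\cdot\nabla(\theta\beta\cdot\nabla g)=0$, valid by (F4) because $\theta\beta$ is smooth with compact support. As $|\nabla\theta||\beta|\le|\omega||r\theta'|$, (10) and (16) bound this by $|\omega|\,n^{-1}\|u\|\|\nabla g\|\le K/n$.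

Altogether $|\mathcal L(\nabla g)|\le KR^{-1}\|\nabla u\|^{3/2}+K/n$.

**Step 4 (the main piece).** On $\operatorname{supp}W\subset\{|x|\ge R\}$ we have $u=v+w$. Let $\kappa$ be smooth, $\kappa=1$ for $|x|\ge R$, $\kappa=0$ for $|x|\le3R_0$. Then $\kappa w\in H^2$, and we may replace $w$ by $\kappa w$ in integrals against $W$ or $\nabla W$. This justifies the integrations by parts below.

*Viscosity.* $\int\nabla w:\nabla W=-\int\Delta w\cdot W=0$ since $w$ is harmonic on $\operatorname{supp}W$. Hence
$$-(\nabla u,\nabla W)=-(\nabla v,\nabla(\phi_Rv))=-\int\phi_R|\nabla v|^2+\tfrac12\int\Delta\phi_R|v|^2\le-\int\phi_R|\nabla v|^2+KR^{-2}.$$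

*Fluid velocity.* Since $\operatorname{div}\bar u=0$ and $\phi_R|v|^2\in W^{1,1}$, $\int(\bar u\cdot\nabla W)\cdot v=\int\bar u\cdot\nabla\phi_R|v|^2+\frac12\int\phi_R\,\bar u\cdot\nabla|v|^2=\frac12\int\bar u\cdot\nabla\phi_R|v|^2$. This is at most $CR^{-1}\|\bar u\|\|v\|^2_{L^4(|x|>R)}\le KR^{-1}(1+\|\nabla u\|^{3/2})$, using $v=u-w$, (F2) and (15). The other part is $\int(\bar u\cdot\nabla W)\cdot w=-\int\phi_Rv\cdot(\bar u\cdot\nabla w)\le KR^{-3}$, since $|\nabla w|\le KR^{-3}$ for $|x|\ge R$.

*Translation.* $-\int(\xi\cdot\nabla W)\cdot u=-\frac12\int\xi\cdot\nabla\phi_R|v|^2+\int\phi_Rv\cdot(\xi\cdot\nabla w)\le KR^{-1}$, by the same integrations by parts and (15).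

*Rotation.* The field $\theta\beta$ is bounded, smooth and divergence-free. The $v$-part is
$$-\int\theta(\beta\cdot\nabla W)\cdot v-\int\theta(\omega\times v)\cdot W=-\tfrac12\int\theta\,\beta\cdot\nabla\phi_R|v|^2-\int\theta\phi_R(\omega\times v)\cdot v=0,$$
because $\beta\cdot\nabla\phi_R=0$ for radial $\phi_R$. The $w$-part is
$$\int\theta\phi_Rv\cdot(\beta\cdot\nabla w)-\int\theta\phi_R(\omega\times w)\cdot v\le|\omega|\,\|v\|\big(\||x|\nabla w\|_{L^2(|x|>R)}+\|w\|_{L^2(|x|>R)}\big)\le KR^{-1/2}.$$

**Step 5 (integration).** Insert Steps 2–4 in (19). As $R\ge4R_0$ and $\|\nabla u\|,\|\nabla u\|^{3/2}\le1+\|\nabla u\|^2$,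
$$\frac d{dt}\int\phi_R|v|^2+2\int\phi_R|\nabla v|^2\le KR^{-1/2}(1+\|\nabla u\|^2)+\frac Kn.\tag{20}$$
By (13), $\int\phi_R|v(t)|^2\le\int\phi_R|v(0)|^2+K(1+t)R^{-1/2}+Kt/n$. Finally pass from $v$ back to $u=v+w$ with (15): $\int\phi_R|v(0)|^2\le2\int_{|x|>R}|u_0|^2+KR^{-1}$ and $\int_{|x|>2R}|u(t)|^2\le2\int\phi_R|v(t)|^2+KR^{-1}$. This is (18). $\square$

## 8. Strong convergence at almost every time, and Theorem 1

*Proof of Theorem 1.* **Step 1 (compactness).** This step extracts a limit at every time. For $\varphi\in\mathcal D$ we have $\|a_n[u_n]\|_{L^2(\operatorname{supp}\varphi)}\le K_\varphi$, so (11) and (13) bound $\frac d{dt}\langle u_n,\varphi\rangle_H$ in $L^2(0,\mathsf T)$ uniformly in $n$. Choose a countable subset of $\mathcal D$ dense in $H$ (Lemma 3). By Ascoli, a diagonal argument and density, along a subsequence $u_n(t)\rightharpoonup u(t)$ weakly in $H$ for every $t\ge0$, uniformly on compact time intervals against each fixed element of $H$. Hence $u\in C_w([0,\infty);H)\cap L^\infty(0,\infty;H)$, $u(0)=u_0$,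 and $\xi_n\to\xi$, $\omega_n\to\omega$ locally uniformly, with $\xi,\omega$ continuous and bounded. By (13) and Lemma 2(a), $\nabla u_n\rightharpoonup\nabla u$ in $L^2(0,\mathsf T;L^2)$ for every $\mathsf T$, hence, by boundedness, in $L^2(0,\infty;L^2)$; so $u(t)\in\mathcal V$ for a.e. $t$. Also $u_n\to u$ and $\rho_n*u_n\to u$ in $L^2((0,\mathsf T)\times B_M)$.

**Step 2 (the limit is a weak solution).** Let $\varphi$ be a test field as in the definition, extended to $\mathcal B$ by $\eta+\chi\times x$. For large $t$, $\eta+\chi\times x=0$ on $\partial\Omega$, so $\eta=\chi=0$, because a nonzero rigid field vanishes at most on a line and $\partial\Omega$ is not contained in a line. So $\varphi\in C^1_c([0,\infty);\mathcal V)$. Integrating (11) in time and using (8),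
$$\int_0^\infty\big[-\langle u_n,\varphi_t\rangle_H+2(\mathbb D(u_n),\mathbb D(\varphi))_\Omega+b(a_n[u_n],u_n,\varphi)+(\theta_n\omega_n\times u_n,\varphi)_\Omega+m(\omega_n\times\xi_n)\cdot\eta+(\omega_n\times I\omega_n)\cdot\chi\big]dt=\langle u_0,\varphi(0)\rangle_H .$$
For large $n$, $\theta_n=1$ on $\operatorname{supp}\varphi$. On bounded sets $a_n[u_n]\to u-V$ and $u_n\to u$ strongly in $L^2$, $\nabla u_n\rightharpoonup\nabla u$ weakly, and $\varphi,\nabla\varphi$ are bounded with compact support. So all terms converge, and the trilinear term tends to the time integral of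
$$\tfrac12\int_\Omega\big[((u-V)\cdot\nabla u)\cdot\varphi-((u-V)\cdot\nabla\varphi)\cdot u\big].$$
This equals $((u-V)\cdot\nabla u,\varphi)_\Omega$. Indeed, let $V=\xi+\omega\times x$ on all of $\mathbb R^3$. The field $u-V$ is divergence-free on $\mathbb R^3$, locally in $L^2$, and $0$ on $\mathcal B$; and $u\cdot\varphi$, with $\varphi$ extended as above and hence Lipschitz in $x$, is in $H^1$ on a neighborhood of $\overline\Omega$ and there of bounded support. In fact it is in $H^1(\mathbb R^3)$ with bounded support. Approximating it by $C_c^\infty$ functions, $\int_\Omega(u-V)\cdot\nabla(u\cdot\varphi)=\int_{\mathbb R^3}(u-V)\cdot\nabla(u\cdot\varphi)=0$. Thus (5) holds and $(u,\xi,\omega)$ is a weak solution.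

**Step 3 (tail and strong convergence).** Let $n\to\infty$ in (18); weak lower semicontinuity of $\int_{|x|>2R}|\cdot|^2$ gives (7). Also by (18), for every $\mathsf T$,
$$\limsup_n\int_0^{\mathsf T}\int_{|x|>2R}|u_n|^2dx\,dt\le\mathsf T\Big(4\int_{|x|>R}|u_0|^2+K(1+\mathsf T)R^{-1/2}\Big)\to0\quad(R\to\infty).$$
So Lemma 2(b) applies: along a further subsequence, $u_n(s)\to u(s)$ strongly in $L^2(\mathbb R^3)$, hence in $H$, for all $s$ in a set $G$ of full measure. We may include $0$ in $G$, since $u_n(0)=u_0$.

**Step 4 (the inequality).** Let $s\in G$, $t>s$. By (12), (F1) at time $t$ and for the dissipation, and strong convergence at $s$,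
$$\|u(t)\|_H^2+2\int_s^t\|\nabla u\|^2\le\liminf_n\Big(\|u_n(t)\|_H^2+2\int_s^t\|\nabla u_n\|^2\Big)=\lim_n\|u_n(s)\|_H^2=\|u(s)\|_H^2 .$$
By (8) this is (6). $\blacksquare$

## 9. Forces and torques that are only integrable in time

*Proof of Theorem 2.* **Step 1 (truncated forces).** The forces are made bounded in time so that the approximate problems keep their energy equality. Put $h=\|f\|_{L^2(\Omega)}+|F|+|M|$ and $(f_n,F_n,M_n)=(f,F,M)\mathbf 1_{\{h(t)\le n\}}$. These are bounded in time and converge to $(f,F,M)$ in $L^1_{loc}$. Let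
$$\ell_n(t;\varphi)=(f_n,\varphi)_\Omega+F_n\cdot\eta+M_n\cdot\chi,\qquad|\ell_n(t;\varphi)|\le Ch(t)\|\varphi\|_H,$$
and add $\ell_n(t;\varphi)$ to the right side of (11). The Galerkin ODE of Lemma 4 now has a bounded measurable forcing term, so it has local Carathéodory solutions; the a priori bound just below makes them global; the forcing term does not depend on $k$ and lies in $L^2(0,\mathsf T;\mathcal V')$. So Lemma 4 goes through, with
$$\|u_n(t)\|_H^2+2\int_s^t\|\nabla u_n\|^2=\|u_n(s)\|_H^2+2\int_s^t\ell_n(\tau;u_n)\,d\tau.\tag{21}$$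

**Step 2 (bounds on $[0,\mathsf T]$).** Let $Y=\max_{[0,t]}\|u_n\|_H$. By (21) with $s=0$, $Y^2\le\|u_0\|_HY+2CY\int_0^th$, so $Y\le\|u_0\|_H+2C\int_0^th$; then (21) also bounds $\int_0^t\|\nabla u_n\|^2$. The same computation holds for the Galerkin approximations. So (13) holds on $[0,\mathsf T]$ with $K=K_{\mathsf T}$, independent of $n$.

**Step 3 (tail).** In (19) the only new term is $(f_n,TW)_\Omega=(\hat f_n,TW)=(T^*\hat f_n,\phi_Rv)$, where $\hat{\ }$ is extension by $0$ to $\mathcal B$; there is no contribution of $F_n,M_n$ because $TW=0$ on $\mathcal B$. As $f_n(t)\in\{f(t),0\}$, the new term is bounded by $K_{\mathsf T}\|T^*\hat f(t)\|_{L^2(|x|>R)}$. So for $t\le\mathsf T$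
$$\int_{|x|>2R}|u_n(t)|^2\le4\int_{|x|>R}|u_0|^2+K_{\mathsf T}\big(R^{-1/2}+\tfrac1n\big)+K_{\mathsf T}\int_0^{\mathsf T}\|T^*\hat f\|_{L^2(|x|>R)}d\tau.\tag{22}$$
The last integral tends to $0$ as $R\to\infty$: the integrand does so for a.e. $\tau$ and is dominated by $C\|f\|_{L^2(\Omega)}\in L^1(0,\mathsf T)$.

**Step 4 (limit).** In Step 1 of Section 8, the extra term in $\frac d{dt}\langle u_n,\varphi\rangle_H$ is at most $C_\varphi h\in L^1(0,\mathsf T)$ for all $n$, so equicontinuity persists. In the weak formulation, $\int\ell_n(t;\varphi)\,dt\to\int[(f,\varphi)_\Omega+F\cdot\eta+M\cdot\chi]dt$ by $L^1_{loc}$ convergence; the other terms converge as before. By (22) and weak lower semicontinuity, $\lim_{R\to\infty}\sup_{t\le\mathsf T}\int_{|x|>R}|u(t)|^2=0$. Also by (22), Lemma 2(b) gives strong convergence at a.e. $s$, and at $s=0$. Finally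
$$\int_s^t\ell_n(\tau;u_n)\,d\tau\to\int_s^t\big[(f,u)_\Omega+F\cdot\xi+M\cdot\omega\big]d\tau .$$
Indeed, replacing $(f_n,F_n,M_n)$ by $(f,F,M)$ costs at most $K_{\mathsf T}$ times an $L^1$ norm that tends to $0$, and then one uses the weak convergence $u_n(\tau)\rightharpoonup u(\tau)$ for every $\tau$ with dominated convergence. Passing to the limit in (21) as in Step 4 of Section 8 and using (8) gives the inequality. $\blacksquare$

## 10. Admissible starting times and strong right-continuity

A weakly continuous function need not be strongly right-continuous: with $f$ as in Section 1, let $u(t)=f(\cdot-e_1/t)$ for $t>0$ and $u(0)=0$. Then $u(t)\rightharpoonup0$ as $t\downarrow0$, while $\|u(t)\|^2$ jumps from $0$ to $\|f\|^2$. Such a jump upward just after $s$ is incompatible with an energy inequality starting at $s$. Theorem 3 says that, for weak solutions with the strong inequality, this is the only obstruction.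

*Proof of Theorem 3.* **Step 1 (setting).** Since $u\in C_w([0,\infty);L^2(\Omega))$ and $\xi,\omega$ are continuous, the extended field is weakly continuous in $L^2(\mathbb R^3)$. It lies in the closed subspace $H$ for a.e. $t$, hence for every $t$. So it is in $C_w([0,\infty);H)$, and $E=\|u\|_H^2$ is lower semicontinuous in time. As $\xi,\omega$ are continuous, strong right-continuity of $u$ in $L^2(\Omega)$ at $s$ is equivalent to that of the extended field in $H$.

**Step 2 (one null set for all $t$).** By hypothesis, for each $t>0$ the inequality holds for a.e. $s\in(0,t)$. Let $t$ run through the positive rationals: outside one null set of $s$, it holds for all rational $t>s$. For arbitrary $t>s$ take rationals $t_k>s$ with $t_k\to t$. Then $E(t)\le\liminf E(t_k)$ and the dissipation integrals converge, so it holds for all $t>s$. Hence the set $G_*$ of all $s\ge0$ for which the inequality holds for every $t>s$ has full measure; it contains $0$ by hypothesis. Put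
$$\Lambda(t)=E(t)+4\int_0^t\|\mathbb D(u)\|^2_{L^2(\Omega)}d\tau .$$
Then $s\in G_*$ if and only if $\Lambda(t)\le\Lambda(s)$ for all $t>s$.

**Step 3 ($s\in G_*$ implies right-continuity).** From $E(t)\le E(s)$ for $t>s$ we get $\limsup_{t\downarrow s}\|u(t)\|_H\le\|u(s)\|_H$. With $u(t)\rightharpoonup u(s)$ in $H$, (F1) gives strong convergence as $t\downarrow s$.

**Step 4 (right-continuity implies $s\in G_*$).** Let $u$ be strongly right-continuous at $s$ and $t>s$. As $G_*$ has full measure, choose $s_k\in G_*$ with $s_k\downarrow s$, $s_k<t$. Then $\Lambda(t)\le\Lambda(s_k)$. Strong right-continuity gives $E(s_k)\to E(s)$, so $\Lambda(s_k)\to\Lambda(s)$ and $\Lambda(t)\le\Lambda(s)$. Hence $s\in G_*$.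

**Step 5 (monotone representative).** If $s<t$ are both in $G_*$, then $E(t)\le E(s)$. So $E$ is nonincreasing on $G_*$. The function $t\mapsto\inf\{E(s):s\in G_*,\ s\le t\}$ is nonincreasing on $[0,\infty)$, the set being nonempty because $0\in G_*$, and it equals $E(t)$ for every $t\in G_*$, that is, for almost every $t$. $\blacksquare$
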